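\title{Balanced configurations with unit shifts exist exactly for triangular numbers}

\begin{abstract}
We study configurations of $n$ points in the complex plane that are in equilibrium under the pair interaction $1/(x^3-x)$, which is half the second difference of $1/x$. We prove that such a configuration exists if and only if $n$ is a triangular number, and we determine all of them: for $n=k(k+1)/2$ they are the root sets of an explicit $k$-parameter family of Casorati determinants, and they form a smooth irreducible affine variety of dimension $k$. The proofs rest on a differential-difference operator attached to the configuration, on its eigenfunctions with rational amplitude, and on Darboux transformations that connect it with an operator with constant coefficients.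
\end{abstract}

\section{The balancing system}\label{sec:intro}

\subsection{The problem}

Let $n$ be a positive integer. For points $p_1,\dots,p_n\in\mathbb{C}$ put $p_j^{+}=p_j+1$ and $p_j^{-}=p_j-1$. A \emph{solution of the balancing system} is an $n$-tuple of pairwise distinct points $p_1,\dots,p_n\in\mathbb{C}$, with $p_i-p_j\neq\pm1$ for all $i,j$, such that
\begin{equation}\label{eq:system}
\sum_{j\neq i}\frac{2}{p_i-p_j}=\sum_{j=1}^{n}\left(\frac{1}{p_i-p_j^{+}}+\frac{1}{p_i-p_j^{-}}\right)\qquad(i=1,\dots,n).
\end{equation}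
The conditions on the differences say that every term is defined. The problem posed in \cite{GLWY} is to prove or disprove the conjecture that a solution exists if and only if $n=k(k+1)/2$ for a positive integer $k$, that is, if and only if $n$ is a triangular number. We prove the conjecture and determine all solutions.

Write $x_{ij}=p_i-p_j$. The two terms with $j=i$ on the right of \eqref{eq:system} cancel, and $\frac1{x-1}+\frac1{x+1}-\frac2x=\frac{2}{x^3-x}$. So \eqref{eq:system} is equivalent to
\begin{equation}\label{eq:pair}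
\sum_{j\ne i}\psi(x_{ij})=0\quad(i=1,\dots,n),\qquad \psi(x)=\frac1{x^3-x}.
\end{equation}
This is an equilibrium condition for a pair interaction: the left side is half the logarithmic derivative in $p_i$ of $\prod_{i<j}(1-x_{ij}^{-2})$. Since $\psi$ is odd, the $n$ equations add up to zero; since they involve only differences, there are $n-1$ essential unknowns. Counting $n-1$ equations in $n-1$ unknowns, one would expect finitely many solutions up to translation, for every $n$. The first cases contradict both halves of this guess.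

\begin{example}\label{ex:small}
For $n=1$ the condition is empty and every point is a solution. For $n=2$ the condition is $\psi(x_{12})=0$, and there is no solution.

For $n=3$ let $\delta_1=p_1-p_2$, $\delta_2=p_2-p_3$, $\delta_3=p_3-p_1$, so that $\delta_1+\delta_2+\delta_3=0$. By oddness the equations read $\psi(\delta_1)=\psi(\delta_2)=\psi(\delta_3)$: the numbers $\delta_i^3-\delta_i$ have a common value $\mu\neq0$. The $\delta_i$ are not all equal, since they are nonzero with sum zero. So two of them are distinct roots of $\lambda^3-\lambda-\mu$, and the third root is minus their sum, which is the remaining difference. Conversely, for $\mu\ne0$ the three roots of $\lambda^3-\lambda-\mu$ have sum zero and avoid $0,\pm1$, so they are the cyclic differences of a solution. Three numbers with sum zero and product $\mu$ are the roots of $\lambda^3-\lambda-\mu$ exactly when $\sum\delta_i^2=2$. If the centroid is at $0$ and the points are the roots of $y^3+by+c$, then $\sum\delta_i^2=3\sum p_i^2=-6b$, and $\mu^2$ is the discriminant $-4b^3-27c^2$.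 Hence the solutions for $n=3$ are the translates of the root sets of
\[
y^3-\tfrac13y+c,\qquad c\neq\pm\tfrac2{27}.
\]
This is a two-dimensional family, translations included.
\end{example}

As $c\to\infty$ these three points approach a large equilateral triangle. A test on configurations of this shape suggests where triangular numbers come from. Keep $n'$ points in a bounded region and place $m\ge2$ points at $R\omega^j$, where $\omega=e^{2\pi i/m}$ and $R$ is large. Since $\psi(x)\sim x^{-3}$, the equation at a vertex of the polygon, suitably scaled, tends to $n'+\sum_{j=1}^{m-1}(1-\omega^j)^{-3}=0$. Now $(1-\omega^j)^{-1}=\frac12(1+i\cot\frac{\pi j}m)$, odd powers of the cotangent cancel in the sum, and $\sum_{j=1}^{m-1}\cot^2\frac{\pi j}{m}=\frac{(m-1)(m-2)}3$ because the cotangents are the roots of $\frac1{2i}\big((c+i)^m-(c-i)^m\big)=mc^{m-1}-\binom m3c^{m-3}+\cdots$. This gives $n'=\frac18(m-1)(m-3)$. For even $m$ this is not an integer; for $m=2k-1$ it gives $n'=\frac{(k-1)(k-2)}2$ and $n'+m=\frac{k(k+1)}2$. The test concerns one shape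 to leading order and proves nothing, but the solutions constructed in Section~\ref{sec:exist} look like this.

\subsection{Polynomial form and the family $P_k$}

For a function $f$ of $x$ put $f^{\pm}(x)=f(x\pm1)$, $Tf=f^+$, $Df=f'$ and $\Delta=T-1$. A nonzero polynomial is \emph{good} if its roots are simple and no two of them differ by $1$. If $P(x)=\prod_j(x-p_j)$ is good, then $\sum_{j\ne i}\frac2{p_i-p_j}=\frac{P''(p_i)}{P'(p_i)}$ and $\sum_j\frac1{p_i-p_j^{\pm}}=\frac{P'(p_i\mp1)}{P(p_i\mp1)}$. So $(p_i)$ is a solution if and only if $P$ is good and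
\begin{equation}\label{eq:balanced}
\frac{P''(p)}{P'(p)}=\frac{P'(p+1)}{P(p+1)}+\frac{P'(p-1)}{P(p-1)}\qquad\text{for every root }p\text{ of }P.
\end{equation}
A good polynomial satisfying \eqref{eq:balanced} is called \emph{balanced}. If $P(x)$ is balanced, then so is $P(c-x)$ for every $c\in\mathbb{C}$, because $\psi$ is odd.

Let $u(t)=t+\cdots\in\mathbb{C}[[t]]$ be the power series with $e^u-1-u=\frac12t^2$. It exists because $(2(e^u-1-u))^{1/2}=u(1+\frac u3+\cdots)^{1/2}$ is a series $u+\cdots$, hence invertible under composition. Put $z(t)=e^{u(t)}=1+t+\cdots$. For parameters $s=(s_1,s_3,s_5,\dots)$ define polynomials $h_m(x;s)$ by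
\begin{equation}\label{eq:gen}
\mathcal{E}=\exp\Big(x\,u(t)+\sum_{j\ge1}s_{2j-1}t^{2j-1}\Big)=\sum_{m\ge0}h_m(x;s)\,t^m,\qquad h_m=0\ \text{ for }m<0 .
\end{equation}
The polynomial $h_m$ involves only the $s_r$ with $r\le m$. The \emph{Casorati determinant} of functions $g_1,\dots,g_k$, the discrete analogue of the Wronskian, is
\[
W(g_1,\dots,g_k)=\det\big(g_i(x+j-1)\big)_{i,j=1}^k=\det\big(\Delta^{j-1}g_i\big)_{i,j=1}^k ,
\]
the two forms being related by unitriangular column operations. We put
\[
P_k(x;s)=W(h_1,h_3,\dots,h_{2k-1}),\qquad P_0=1 .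
\]
It depends only on $(s_1,s_3,\dots,s_{2k-1})\in\mathbb{C}^k$. By Lemma~\ref{lem:degree} below, $P_k$ has degree $n_k:=k(k+1)/2$ in $x$ and leading coefficient
\[
\ell_k=\prod_{i=1}^k\frac1{(2i-1)!}\prod_{1\le i<l\le k}(2l-2i)\neq0 ,
\]
independent of $s$.

\subsection{Results}

\begin{theorem}\label{thm:A}
A solution of the balancing system with $n\ge1$ points exists if and only if $n=k(k+1)/2$ for some integer $k\ge1$.
\end{theorem}

\begin{theorem}\label{thm:B}
Let $n=k(k+1)/2$ with $k\ge1$. The solutions, as unordered $n$-tuples, are exactly the root sets of the good polynomials among $P_k(x;s)$, $s\in\mathbb{C}^k$, and different $s$ give different root sets. The map $s\mapsto\ell_k^{-1}P_k(\cdot\,;s)$ is a closed embedding of $\mathbb{C}^k$ into the space of monic polynomials of degree $n$. The set of $s$ for which $P_k(\cdot\,;s)$ is good is nonempty and is the complement of the zero set of one polynomial. So the space of unordered solutions is a smooth irreducible affine variety of dimension exactly $k$, translations included.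
\end{theorem}

Section~\ref{sec:operator} introduces the operator behind both theorems and runs the method on a single point. Necessity in Theorem~\ref{thm:A} is proved in Section~\ref{sec:necessity}, existence in Sections~\ref{sec:Pk} and \ref{sec:exist}, and Theorem~\ref{thm:B} in Sections~\ref{sec:param} and \ref{sec:class}.

\section{A differential-difference operator}\label{sec:operator}

\subsection{Conventions}

By an \emph{operator} we mean an element of the algebra $\mathcal{A}$ generated by the field $\mathbb{C}(x)$ and by $D$, $T$, $T^{-1}$, subject to $Df=fD+f'$, $Tf=f^+T$ for $f\in\mathbb{C}(x)$, and $DT=TD$. It acts on $\mathbb{C}(x)$ and, coefficient by coefficient, on $\mathbb{C}(x)((t))$. The rules $f^*=f$, $D^*=-D$, $T^*=T^{-1}$, $(BC)^*=C^*B^*$ respect the relations: $(fD+f')^*=-Df+f'=-fD=(Df)^*$ and $(f^+T)^*=T^{-1}f^+=fT^{-1}=(Tf)^*$. They define an anti-automorphism of $\mathcal{A}$, the \emph{formal adjoint}.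

The \emph{degree} of $f\in\mathbb{C}(x)^*$ is the integer $d$ with $f\sim cx^d$ at infinity, $c\neq0$. On polynomials, and on expansions at infinity in $\mathbb{C}((1/x))$, we have $T=e^D=\sum_rD^r/r!$ by the binomial series. A rational function with period $1$ is constant: its finite set of poles is invariant under a shift, hence empty, and a periodic polynomial is constant.

\subsection{The operator $H_\tau$ and its rational kernel}

Condition \eqref{eq:balanced} couples derivatives at a point with values at distance $1$, so it is natural to look for it in a linear equation that involves both $D$ and $T$. For $\tau\in\mathbb{C}(x)^*$ put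
\[
V_\tau=1+\frac{\tau'}{\tau}-\frac{(\tau^+)'}{\tau^+},\qquad H_\tau=D-T+V_\tau .
\]
For $\tau=1$ we get the \emph{free operator} $H_1=D-T+1=-(\frac12D^2+\frac16D^3+\cdots)$. On slowly varying functions $H_\tau$ therefore resembles the Schr\"odinger operator $-\frac12D^2-(\log\tau)''$, which for $\tau=x^d$ is $-\frac12D^2+dx^{-2}$ and kills $x^\alpha$ when $\alpha(\alpha-1)=2d$. Rational functions in the kernel of $H_\tau$ have three properties, which concern degrees, balance, and the passage to a new operator of the same form.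

\begin{lemma}[Degrees]\label{lem:exponent}
Let $\tau,\varphi\in\mathbb{C}(x)^*$ have degrees $d$ and $\alpha$. If $H_\tau\varphi=0$, then $\alpha(\alpha-1)=2d$.
\end{lemma}

\begin{proof}
Write $\tau'/\tau=dx^{-1}+ax^{-2}+O(x^{-3})$. Then $(\tau'/\tau)^+=dx^{-1}+(a-d)x^{-2}+O(x^{-3})$, so $V_\tau=1+dx^{-2}+O(x^{-3})$. In $\mathbb{C}((1/x))$,
\[
0=H_\tau\varphi=-\big(\tfrac12D^2+\tfrac16D^3+\cdots\big)\varphi+\big(dx^{-2}+O(x^{-3})\big)\varphi ,
\]
and the coefficient of $x^{\alpha-2}$ is a nonzero multiple of $d-\frac12\alpha(\alpha-1)$.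
\end{proof}

For polynomials $P,Q$ one has $H_P(Q/P)=\frac{Q'}P-\frac{Q^+}{P^+}+\frac QP-\frac{Q\,(P^+)'}{PP^+}$, the terms $\pm QP'/P^2$ having canceled. Multiplying by $PP^+$, we see that $H_P(Q/P)=0$ if and only if
\begin{equation}\label{eq:bilinear}
Q'P^+-Q\,(P^+)'=Q^+P-QP^+ .
\end{equation}

\begin{lemma}[Balance]\label{lem:balance}
If $P$ and $Q$ are good polynomials satisfying \eqref{eq:bilinear}, then $Q$ is balanced.
\end{lemma}

\begin{proof}
Let $Q(q)=0$. We evaluate \eqref{eq:bilinear} at $q$, its derivative at $q$, and \eqref{eq:bilinear} at $q-1$, and eliminate $P$. At $x=q$,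
\begin{equation}\label{eq:atq}
Q'(q)P(q+1)=Q(q+1)P(q).
\end{equation}
If $P(q)=0$, then $P(q+1)=0$ because $Q'(q)\ne0$, which contradicts the goodness of $P$; this is the only use of that hypothesis. So $P(q)\neq0$, and both sides of \eqref{eq:atq} are nonzero since $Q(q+1)\ne0$. In the derivative of \eqref{eq:bilinear} the terms $\pm Q'(P^+)'$ cancel, and at $x=q$ there remains
\[
Q''(q)P(q+1)=Q'(q+1)P(q)+Q(q+1)P'(q)-Q'(q)P(q+1).
\]
Dividing by the common value of the two sides of \eqref{eq:atq} gives
\[
\frac{Q''(q)}{Q'(q)}=\frac{Q'(q+1)}{Q(q+1)}+\frac{P'(q)}{P(q)}-1 .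
\]
At $x=q-1$, \eqref{eq:bilinear} reads $Q'(q-1)P(q)-Q(q-1)P'(q)=-Q(q-1)P(q)$, that is, $\frac{Q'(q-1)}{Q(q-1)}=\frac{P'(q)}{P(q)}-1$. Substituting this gives \eqref{eq:balanced} for $Q$.
\end{proof}

\begin{lemma}[Darboux transformation]\label{lem:darboux}
Let $\tau,\varphi\in\mathbb{C}(x)^*$ with $H_\tau\varphi=0$. Put $\rho=\varphi^+/\varphi$ and $B=T-\rho$. Then $BH_\tau=H_{\tau\varphi}B$ in $\mathcal{A}$.
\end{lemma}

\begin{proof}
In this proof $\varphi$ and $\varphi^+$ also denote multiplication operators. We have $B=\varphi^+(T-1)\varphi^{-1}$. Dividing $\varphi'-\varphi^++V_\tau\varphi=0$ by $\varphi$ gives $\varphi'/\varphi+V_\tau=\rho$, so the conjugate of $H_\tau$ by $\varphi$ is $\varphi^{-1}H_\tau\varphi=D+\varphi'/\varphi-\rho T+V_\tau=D-\rho(T-1)$. Since $T-1$ commutes with $D$,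
\[
(T-1)\big(D-\rho(T-1)\big)=\big(D-(T-1)\rho\big)(T-1)=(D-\rho^+T+\rho)(T-1).
\]
Hence $BH_\tau=\varphi^+(D-\rho^+T+\rho)(\varphi^+)^{-1}B$. Now $\varphi^+D(\varphi^+)^{-1}=D-(\varphi^+)'/\varphi^+$ and $\varphi^+\rho^+T(\varphi^+)^{-1}=T$, and $\rho-(\varphi^+)'/\varphi^+=V_\tau+\varphi'/\varphi-(\varphi^+)'/\varphi^+=V_{\tau\varphi}$.
\end{proof}

Together the lemmas describe a ladder. If $\deg\tau=n_j$, then Lemma~\ref{lem:exponent} gives $\alpha\in\{j+1,-j\}$, so $\tau\varphi$ has degree $n_{j+1}$ or $n_{j-1}$. Starting from $\tau=1$ one reaches only the degrees $0,1,3,6,\dots$. The polynomials $P_k$ will be the rungs met on the way up, and Lemma~\ref{lem:balance} will show that they are balanced. Conversely, a balanced $P$ will be shown to have a rational function of negative degree in $\ker H_P$, and repeated steps down will lead from $P$ to $1$.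

\begin{remark}\label{rem:reflect}
Relation \eqref{eq:bilinear} is not symmetric in $P$ and $Q$, but the reflection $\hat f(x)=f(1-x)$ exchanges their roles: substituting $-x$ for $x$ shows that $(P,Q)$ satisfies \eqref{eq:bilinear} if and only if $(\hat Q,\hat P)$ does. A step down between polynomials is thus the mirror image of a step up, and for this reason a reflection appears at the end of Section~\ref{sec:class}.
\end{remark}

\subsection{Eigenfunctions and the parameter $t$}

To produce elements of $\ker H_\tau$ we use eigenfunctions depending on a parameter. The free operator has $H_1z^x=(1+\log z-z)z^x$. The eigenvalue has a double zero at $z=1$, and $t$ is the local coordinate at $z=1$ in which it becomes $-\frac12t^2$: with $z=z(t)$ and $\log z=u(t)$ we have $1+u-z=-\frac12t^2$. We set $z^x=e^{xu(t)}\in\mathbb{C}[x][[t]]$; on it $D$ acts as multiplication by $u$ and $T$ as multiplication by $z$. Since $z-1=t+\cdots$, the substitution $z=z(t)$ sends a finite sum $\sum_{r\ge r_0}g_r(x)(z-1)^r$ with $g_{r_0}\neq0$ to a series with lowest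 term $g_{r_0}t^{r_0}$. In particular it embeds $\mathbb{C}(x)[z,(z-1)^{-1}]$ into $\mathbb{C}(x)((t))$.

\begin{definition}\label{def:normalized}
A \emph{normalized eigenfunction} of $H_\tau$ is a series $\Psi=z^x\,\Gamma$ with $\Gamma=\sum_r\Gamma_r(x)t^r\in\mathbb{C}(x)((t))$ such that $H_\tau\Psi=-\frac12t^2\Psi$, every $\Gamma_r$ is regular at $x=\infty$, and $\Gamma(\infty,t):=\sum_r\Gamma_r(\infty)t^r$ lies in $1+t\,\mathbb{C}[[t]]$.
\end{definition}

\begin{lemma}\label{lem:lowest}
Let $\Psi$ be a normalized eigenfunction of $H_\tau$, let $\varphi\,t^{-m}$ be its lowest term, and let $d=\deg\tau$, $\alpha=\deg\varphi$. Then $H_\tau\varphi=0$ and $\alpha(\alpha-1)=2d$. Moreover, either $m=0$, $\alpha=0$ and $d=0$, or $m\ge1$, $\alpha<0$ and $d>0$.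
\end{lemma}

\begin{proof}
The series $t^2\Psi$ starts at $t^{2-m}$, so the coefficient of $t^{-m}$ in the eigenvalue equation is $H_\tau\varphi=0$, and Lemma~\ref{lem:exponent} applies. As $z^x=1+O(t)$, $\varphi$ is also the lowest coefficient of $\Gamma$. Since $\Gamma_0(\infty)=1$, we have $\Gamma_0\neq0$ and $m\ge0$. If $m=0$, then $\varphi(\infty)=1$ and $\alpha=0$. If $m\ge1$, then $\varphi(\infty)=0$ and $\alpha<0$. The sign of $d$ follows from $2d=\alpha(\alpha-1)$.
\end{proof}

\subsection{The method for one point}\label{sec:one}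

Let $P=x$, so that $V_P=1+\frac1{x(x+1)}$. We look for an eigenfunction $\Phi=z^xG$ with the free eigenvalue $1+u-z$ and $G=1+v/x$. The equation is $G'-zG^++(V_P-1+z)G=0$, and its left side equals
\[
-\frac v{x^2}+\frac{zv}{x(x+1)}+\frac1{x(x+1)}+\frac{v}{x^2(x+1)}=\frac{1+(z-1)v}{x(x+1)} .
\]
So $v=-1/(z-1)$, and $\Phi$ is a normalized eigenfunction with a pole at $t=0$. Its lowest coefficient $\varphi=-1/x$ has degree $\alpha=-1$, and $\alpha(\alpha-1)/2=1$ recovers the number of points. The Darboux transformation built from $\varphi$ is $A=T-\frac x{x+1}$; it leads to $P\varphi=-1$, hence to the free operator, and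
\[
A\Phi=z^x\Big(z-\frac{z}{(z-1)(x+1)}-\frac x{x+1}+\frac1{(z-1)(x+1)}\Big)=(z-1)z^x .
\]
It remains to read $P$ off from $A$. The operator $A$ kills $1/x$, which is not a polynomial, but its adjoint $A^*=T^{-1}-\frac x{x+1}$ kills $x+1=P^+$. In general $A$ will be a product of $k$ steps, $A^*$ will kill a $k$-dimensional space of polynomials, and $P^+$ will be a Casorati determinant of a basis of that space.

\section{The number of points is triangular}\label{sec:necessity}

Let $P=\prod_i(x-p_i)$ be good of degree $n\ge1$. As in Section~\ref{sec:one} we try $\Phi=z^xG$ with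
\[
G(x)=1+\sum_{i=1}^n\frac{v_i}{x-p_i}.
\]
Since $H_P(z^xG)=z^x(uG+G'-zG^++V_PG)$, the equation $H_P\Phi=(1+u-z)\Phi$ is equivalent to
\begin{equation}\label{eq:R}
G'-zG^++(V_P-1+z)G=0 .
\end{equation}
The conditions on $v=(v_i)$ come from the poles of the left side. They involve the vector $e=(1,\dots,1)^{\mathsf T}$ and the matrices
\[
L_{ij}=\frac1{1-x_{ij}},\qquad M_{ij}=\frac1{x_{ij}(x_{ij}-1)}\ \ (i\neq j),\qquad M_{ii}=-V_i,\quad V_i=\sum_{j\ne i}\frac1{x_{ij}(x_{ij}+1)},
\]
which are defined because $P$ is good. Note that $L_{ii}=1$.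

\begin{lemma}\label{lem:residues}
Let $P$ be good, $z\in\mathbb{C}$ and $v\in\mathbb{C}^n$. Then \eqref{eq:R} holds if and only if $(L-z)v=e$ and $Mv=0$.
\end{lemma}

\begin{proof}
Call the left side $R$. As $x\to\infty$, $G\to1$ and $V_P\to1$, so $R\to0$, and $R=0$ if and only if $R$ has no poles. Since $V_P=1+\sum_j\frac1{x-p_j}-\sum_j\frac1{x+1-p_j}$, poles can occur only at the points $p_i$ and $p_i-1$, and these $2n$ points are distinct because $P$ is good.

At $p_i-1$ the function $G$ is regular, $G^+$ has residue $v_i$ and $V_P$ has residue $-1$. The pole of $R$ is at most simple, with residue $-zv_i-G(p_i-1)$. Since $G(p_i-1)=1+\sum_j\frac{v_j}{x_{ij}-1}=1-(Lv)_i$, the residue is $((L-z)v-e)_i$.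

Assume that these residues vanish. At $p_i$ the function $G^+$ is regular, $G=\frac{v_i}{x-p_i}+g_i+\cdots$ with $g_i=1+\sum_{j\neq i}\frac{v_j}{x_{ij}}$, and $V_P=\frac1{x-p_i}+V_i+\cdots$, because the constant $1$ cancels the term $-\frac1{x_{ii}+1}$ and $\frac1{x_{ij}}-\frac1{x_{ij}+1}=\frac1{x_{ij}(x_{ij}+1)}$. The double poles of $G'$ and $V_PG$ cancel, and the residue is $(V_i+z-1)v_i+g_i$. The $i$-th equation of $(L-z)v=e$ reads $1+\sum_{j\ne i}\frac{v_j}{x_{ij}-1}=(1-z)v_i$, so
\[
g_i=(1-z)v_i+\sum_{j\neq i}v_j\Big(\frac1{x_{ij}}-\frac1{x_{ij}-1}\Big)=(1-z)v_i-\sum_{j\ne i}M_{ij}v_j .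
\]
The residue at $p_i$ is therefore $V_iv_i-\sum_{j\neq i}M_{ij}v_j=-(Mv)_i$.
\end{proof}

These are $2n$ equations for $n$ unknowns. The first group forces $v=(L-z)^{-1}e=-e/z+O(z^{-2})$, so solvability for all large $z$ requires $Me=0$. This is the balancing system, since
\[
(Me)_i=\sum_{j\ne i}\Big(\frac1{x_{ij}(x_{ij}-1)}-\frac1{x_{ij}(x_{ij}+1)}\Big)=2\sum_{j\neq i}\psi(x_{ij}).
\]
Two things remain to be shown: that $Me=0$ is also sufficient, and that $v(z)$ has no pole other than $z=1$, the point where the eigenvalue vanishes. Both follow from commutation relations with $X=\operatorname{diag}(p_1,\dots,p_n)$.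

\begin{lemma}\label{lem:lax}
If $P$ is balanced, then $[L,M]=0$ and $N:=L-I$ is nilpotent.
\end{lemma}

\begin{proof}
Let $E=ee^{\mathsf T}$. Since $[X,Y]_{ij}=x_{ij}Y_{ij}$ for every matrix $Y$, we have $[X,L]=L-E$ and $[X,M]=I-L=-N$. The $j$-th column sum of $M$ is $-V_j+\sum_{i\ne j}\frac1{x_{ji}(x_{ji}+1)}=0$, so $EM=0$; and $ME=0$ because $P$ is balanced, which is the only place where balance enters. By the Jacobi identity,
\[
[X,[L,M]]=[L-E,M]+[L,I-L]=[L,M],
\]
that is, $(x_{ij}-1)[L,M]_{ij}=0$. As $x_{ij}\ne1$ for all $i,j$, we get $[L,M]=0$. Now $N=MX-XM$ commutes with $M$, so for $r\ge1$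
\[
\operatorname{tr}N^r=\operatorname{tr}(MXN^{r-1})-\operatorname{tr}(XMN^{r-1})=\operatorname{tr}(XN^{r-1}M)-\operatorname{tr}(XMN^{r-1})=0 .
\]
All power sums of the eigenvalues of $N$ vanish, so by Newton's identities all eigenvalues vanish.
\end{proof}

For $n=2$ one has $N^2=(1-x_{12}^2)^{-1}I$, which is never nilpotent. For $n=3$, in the notation of Example~\ref{ex:small}, $\operatorname{tr}N^2=2\sum_i(1-\delta_i^2)^{-1}=-\frac2\mu\sum_i\delta_i=0$ and $\det N=\prod_i(1-\delta_i)^{-1}+\prod_i(1+\delta_i)^{-1}=-\frac1\mu+\frac1\mu=0$, as the lemma predicts.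

\begin{proposition}\label{prop:phi}
Let $P$ be balanced of degree $n\ge1$, and put
\[
v(z)=(L-z)^{-1}e=-\sum_{r=0}^{n-1}N^re\,(z-1)^{-r-1},\qquad G(x,z)=1+\sum_i\frac{v_i(z)}{x-p_i}.
\]
Then $\Phi=z^xG(x,z(t))$ is a normalized eigenfunction of $H_P$.
\end{proposition}

\begin{proof}
The formula for $v$ is the geometric series for $(N-(z-1))^{-1}$, which terminates because $N^n=0$. By Lemma~\ref{lem:lax}, $Mv=(L-z)^{-1}Me=0$. By Lemma~\ref{lem:residues}, \eqref{eq:R} holds for every complex $z\neq1$, hence as an identity in $\mathbb{C}(x)[z,(z-1)^{-1}]$. Substituting $z=z(t)$ gives $H_P\Phi=-\frac12t^2\Phi$. Each coefficient of $G-1$ in $t$ is a linear combination of the functions $\frac1{x-p_i}$, so $G(\infty,t)=1$.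
\end{proof}

\begin{proof}[Proof of necessity in Theorem~\ref{thm:A}]
Apply Lemma~\ref{lem:lowest} to $\tau=P$ and $\Psi=\Phi$. Since $d=n\ge1$, we are in the second case: $\alpha=-k$ with $k\ge1$, and $2n=k(k+1)$.
\end{proof}

\section{The polynomials $P_k$}\label{sec:Pk}

On the series $\mathcal{E}$ of \eqref{eq:gen}, $T$ acts as multiplication by $z$ and $D$ as multiplication by $u$. Thus $(T-D-1)\mathcal{E}=\frac12t^2\mathcal{E}$, and
\begin{equation}\label{eq:chain}
(T-D-1)h_m=\tfrac12h_{m-2}.
\end{equation}
So $h_1,h_3,h_5,\dots$ is a Jordan chain of polynomials for the free operator, starting from $h_1=x+s_1\in\ker H_1$. This section shows that $P_k$ is the Casorati determinant of the most general such chain and that consecutive $P_k$ are joined by steps of the ladder.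

\begin{lemma}\label{lem:degree}
For integers $d_1,\dots,d_k\ge0$, with $x^a/a!$ read as $0$ for $a<0$,
\begin{equation}\label{eq:vander}
\det\Big(\frac{x^{d_i-j+1}}{(d_i-j+1)!}\Big)_{i,j=1}^k=\frac{\prod_{i<l}(d_l-d_i)}{\prod_id_i!}\;x^{\sum_id_i-k(k-1)/2}.
\end{equation}
If $g_1,\dots,g_k$ are polynomials with pairwise distinct degrees $d_i$ and leading coefficients $\lambda_i$, then $W(g_1,\dots,g_k)$ has degree $\sum_id_i-k(k-1)/2$ and leading coefficient $\prod_i\lambda_i\prod_{i<l}(d_l-d_i)$. In particular $P_k$ has degree $n_k$ and leading coefficient $\ell_k$.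
\end{lemma}

\begin{proof}
The $(i,j)$ entry in \eqref{eq:vander} is $\frac1{d_i!}\,d_i(d_i-1)\cdots(d_i-j+2)\,x^{d_i-j+1}$, also when it vanishes. The product of the $j-1$ factors is a monic polynomial of degree $j-1$ in $d_i$, so column operations reduce the determinant to the Vandermonde determinant. For the second claim, $\Delta^{j-1}g_i$ equals $\lambda_id_i!\,x^{d_i-j+1}/(d_i-j+1)!$ plus terms of lower degree, and it is zero if $d_i-j+1<0$. Finally, since $u=t+\cdots$, $h_m$ has degree $m$ and leading coefficient $1/m!$, and $\sum_i(2i-1)-k(k-1)/2=n_k$.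
\end{proof}

Multiplying $\mathcal{E}$ by a series in $t$ with constant coefficients preserves \eqref{eq:chain}. The next lemma shows that this does not enlarge the family, and explains why only odd parameters occur in \eqref{eq:gen}.

\begin{lemma}\label{lem:series}
Let $F=\exp(\sum_{r\ge1}\gamma_rt^r)$ with $\gamma_r\in\mathbb{C}$, let $\tilde h_m=[t^m]\,F\mathcal{E}$ be the coefficient of $t^m$, and let $\gamma^{\mathrm{odd}}=(\gamma_1,\gamma_3,\dots)$. Then $W(\tilde h_1,\tilde h_3,\dots,\tilde h_{2k-1})=P_k(x;s+\gamma^{\mathrm{odd}})$.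
\end{lemma}

\begin{proof}
Write $\exp(\sum_{r\text{ even}}\gamma_rt^r)=\sum_{l\ge0}\varepsilon_lt^{2l}$, $\varepsilon_0=1$. Then $\tilde h_{2i-1}=\sum_l\varepsilon_l\,h_{2(i-l)-1}(x;s+\gamma^{\mathrm{odd}})$, which is a unitriangular row operation.
\end{proof}

Taking $F=e^{au(t)}$ with $u=\sum_ru_rt^r$ gives $P_k(x+a;s)=P_k(x;s+a\,u^{\mathrm{odd}})$: translations act within the family.

\begin{example}\label{ex:P2}
From $t=u(1+\frac u3+\frac{u^2}{12}+\cdots)^{1/2}=u+\frac{u^2}6+\frac{u^3}{36}+\cdots$ we get $u=t-\frac{t^2}6+\frac{t^3}{36}+\cdots$. We have $P_1=x+s_1$. For $s_1=0$, $h_3=\frac{x^3}6-\frac{x^2}6+\frac x{36}+s_3$ and $\Delta h_3=\frac{x^2}2+\frac x6+\frac1{36}$, so $P_2=h_1\Delta h_3-h_3$ gives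
\[
3P_2(x;0,s_3)=x^3+x^2-3s_3=y^3-\tfrac13y+\tfrac2{27}-3s_3,\qquad y=x+\tfrac13 .
\]
With translations, this is the family of Example~\ref{ex:small}.
\end{example}

\begin{lemma}[Normal form]\label{lem:normal}
Let $f_1=x+c,f_2,\dots,f_k$ be polynomials with $(T-D-1)f_i=\frac12f_{i-1}$ for $2\le i\le k$. Then $W(f_1,\dots,f_k)=P_k(x;s)$ for some $s\in\mathbb{C}^k$.
\end{lemma}

\begin{proof}
It suffices to find $s$ and constants $b_0=1,b_1,\dots,b_{k-1}$ with $f_i=\sum_{l=0}^{i-1}b_lh_{2(i-l)-1}(x;s)$ for $i\le k$, for this is a unitriangular row operation. We use induction on $k$. For $k=1$ take $s_1=c$. Let $k\ge2$, let $s_1,\dots,s_{2k-3}$ and $b_0,\dots,b_{k-2}$ work for $f_1,\dots,f_{k-1}$, and first put $s_{2k-1}=0$. By \eqref{eq:chain}, $g=f_k-\sum_{l=0}^{k-2}b_lh_{2(k-l)-1}$ satisfies $(T-D-1)g=\frac12\big(f_{k-1}-\sum_{l=0}^{k-2}b_lh_{2(k-1-l)-1}\big)=0$. On $\mathbb{C}[x]$ the operator $T-D-1=\frac12D^2+\frac16D^3+\cdots$ has kernel spanned by $1$ and $x$, so $g=\beta h_1+\beta'$ with constants $\beta,\beta'$. Put $b_{k-1}=\beta$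 and $s_{2k-1}=\beta'$. The latter choice adds $\beta'$ to $h_{2k-1}$ and leaves $h_1,\dots,h_{2k-3}$ unchanged.
\end{proof}

\begin{lemma}\label{lem:plucker}
For $k\ge0$ and $s\in\mathbb{C}^{k+1}$, the polynomials $P=P_k(\cdot\,;s)$ and $Q=P_{k+1}(\cdot\,;s)$ satisfy \eqref{eq:bilinear}.
\end{lemma}

\begin{proof}
For $k=0$, $P=1$, $Q=x+s_1$, and both sides equal $1$. Let $k\ge1$. The idea is that \eqref{eq:chain} turns derivatives of $P$ and $Q$ into minors of one matrix, so that \eqref{eq:bilinear} becomes a quadratic relation between minors.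

Let $c_j$ be the column with entries $h_{2i-1}(x+j)$, $1\le i\le k+1$, so $Q=\det(c_0,\dots,c_k)$. By \eqref{eq:chain}, $c_j'=c_{j+1}-c_j-\frac12Sc_j$, where $S$ is the strictly lower triangular matrix that shifts entries down by one place. For any square matrix $S$, $\sum_j\det(\dots,Sc_j,\dots)=\operatorname{tr}(S)\det(c_0,\dots,c_k)$, as both sides are the derivative of $\det((I+\epsilon S)c_0,\dots,(I+\epsilon S)c_k)$ at $\epsilon=0$; here the trace is $0$. Replacing $c_j$ by $c_{j+1}$ repeats a column unless $j=k$. Hence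
\[
Q'+(k+1)Q=\det(c_0,\dots,c_{k-1},c_{k+1}).
\]
The same computation for the columns $\bar c_j$ truncated to their first $k$ entries gives $P'+kP=\det(\bar c_0,\dots,\bar c_{k-2},\bar c_k)$.

Let $w$ be the last unit vector of $\mathbb{C}^{k+1}$ and $[a,b]=\det(c_1,\dots,c_{k-1},a,b)$. With $\sigma=(-1)^{k-1}$, the sign of moving $c_0$ past $k-1$ columns,
\begin{gather*}
[c_0,c_k]=\sigma Q,\qquad [c_0,c_{k+1}]=\sigma\big(Q'+(k+1)Q\big),\qquad [c_0,w]=\sigma P,\\
[c_k,w]=P^+,\qquad [c_{k+1},w]=(P^+)'+kP^+,\qquad [c_k,c_{k+1}]=Q^+ .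
\end{gather*}
The Pl\"ucker relation $[a,b][c,d]-[a,c][b,d]+[a,d][b,c]=0$ holds for any four columns: over $\mathbb{C}(x)$ the alternating form $[\cdot,\cdot]$ is either zero or descends to the two-dimensional quotient by the span of $c_1,\dots,c_{k-1}$, where it is a multiple of a $2\times2$ determinant and the relation is a direct expansion. For $(a,b,c,d)=(c_0,c_k,c_{k+1},w)$ it reads $Q\big((P^+)'+kP^+\big)-\big(Q'+(k+1)Q\big)P^++PQ^+=0$, which is \eqref{eq:bilinear}.
\end{proof}

\section{Existence of solutions}\label{sec:exist}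

By Lemmas~\ref{lem:balance} and \ref{lem:plucker}, $P_k$ is balanced once $P_k$ and $P_{k-1}$ are good. Goodness is an open condition, but it could fail identically in $s$. To exclude this we let the last parameter tend to infinity, which splits the roots into a bounded cluster and a large polygon, as in Section~\ref{sec:intro}.

\begin{lemma}\label{lem:good}
For every $k\ge0$ there is $s\in\mathbb{C}^k$ such that $P_k(\cdot\,;s)$ is good.
\end{lemma}

\begin{proof}
The polynomials $P_0=1$ and $P_1=x+s_1$ are good. Let $k\ge2$ and assume the claim for $k-2$. In $\det(\Delta^{j-1}h_{2i-1})$ the variable $s_{2k-1}$ occurs only in the last row, through $h_{2k-1}=h_{2k-1}|_{s_{2k-1}=0}+s_{2k-1}$; its contribution to that row is $s_{2k-1}(1,0,\dots,0)$. In the minor complementary to the entry $(k,1)$ the first row is $(\Delta h_1,\Delta^2h_1,\dots)=(1,0,\dots,0)$. Expanding twice,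
\[
P_k=P_k|_{s_{2k-1}=0}+(-1)^{k+1}s_{2k-1}U,\qquad U=W(\Delta^2h_3,\Delta^2h_5,\dots,\Delta^2h_{2k-3}),
\]
with $U=1$ for $k=2$. Since $\Delta$ acts on $\mathcal{E}$ as $z-1$, we have $\Delta^2h_{2i+1}=[t^{2i-1}]F\mathcal{E}$ with $F=(z-1)^2/t^2=1+\cdots=\exp(\sum_r\gamma_rt^r)$. By Lemma~\ref{lem:series}, $U=P_{k-2}(x;s+\gamma^{\mathrm{odd}})$.

Choose $s_1,\dots,s_{2k-5}$ so that $U$ is good, and put $s_{2k-3}=0$ and $s_{2k-1}=R^{2k-1}$ with $R\to+\infty$. Recall Hurwitz's theorem: if holomorphic functions converge locally uniformly to a function with a simple zero at $a$, then eventually they have exactly one zero in any given small disk around $a$. First, $R^{-(2k-1)}P_k\to\pm U$, so $n_{k-2}$ roots of $P_k$ converge to the distinct roots of $U$. Second, since $n_k-n_{k-2}=2k-1$,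
\[
R^{-n_k}P_k(Ry)\to y^{n_{k-2}}\big(\ell_ky^{2k-1}\pm\ell_{k-2}\big),\qquad \ell_0=1,
\]
so $2k-1$ further roots have the form $R(\eta_i+o(1))$ with distinct nonzero $\eta_i$. These are all $n_k$ roots. Differences within the first group tend to differences of distinct roots of $U$, which avoid $0$ and $\pm1$; all other differences tend to $\infty$. So $P_k$ is good for large $R$.
\end{proof}

Fix $k\ge1$. For $j\in\{k-1,k\}$ and $s\in\mathbb{C}^k$ let $\mathcal{D}_j(s)=\prod_{a\neq b}(q_a-q_b)(q_a-q_b+1)$, where $q_a$ are the roots of $P_j(\cdot\,;s)$ with multiplicity; up to a constant this is the discriminant of $P_j$ times the resultant of $P_j$ and $P_j^+$. It is symmetric in the roots, hence a polynomial in the coefficients of $\ell_j^{-1}P_j$, hence a polynomial in $s$ because $\ell_j$ is constant. Let $O_j=\{\mathcal{D}_j\neq0\}$; this is the set of $s$ for which $P_j$ is good.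

\begin{proposition}\label{prop:exist}
The set $O_k$ is nonempty, and $P_k(\cdot\,;s)$ is balanced for every $s\in O_k$.
\end{proposition}

\begin{proof}
By Lemma~\ref{lem:good}, $\mathcal{D}_k$ and $\mathcal{D}_{k-1}$ are nonzero polynomials. So is their product, and $O_k\cap O_{k-1}$ is dense in $\mathbb{C}^k$. On it $P_k$ is balanced by Lemmas~\ref{lem:plucker} and \ref{lem:balance}. On $O_k$ the roots are simple, hence locally continuous functions of $s$, and the left side of \eqref{eq:pair} is continuous in them. So \eqref{eq:pair} extends from the dense subset to all of $O_k$.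
\end{proof}

Since $\deg P_k=n_k$, this gives a solution for every triangular $n$ and completes the proof of Theorem~\ref{thm:A}.

\section{The parameters are coordinates}\label{sec:param}

\begin{proposition}\label{prop:embed}
The map $s\mapsto\ell_k^{-1}P_k(\cdot\,;s)$ from $\mathbb{C}^k$ to the space of monic polynomials of degree $n=n_k$ has a polynomial left inverse. It is a closed embedding, and in particular injective.
\end{proposition}

\begin{proof}
We show that $s_r$ first appears, linearly and with a nonzero factor, in the coefficient of $x^{n-r}$. Give $x$ weight $1$ and $s_r$ weight $r$. Let $\eta_m=[t^m]\exp(xt+\sum_js_{2j-1}t^{2j-1})$, which is homogeneous of weight $m$. We have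
\[
(z-1)^{j-1}\mathcal{E}=t^{j-1}F\exp\Big(xt+\sum_ls_{2l-1}t^{2l-1}\Big),\qquad F=\Big(\frac{z-1}t\Big)^{j-1}e^{x(u-t)}=1+\sum_{r\ge1}F_r(x)t^r,
\]
and $\deg F_r\le r/2<r$ because $u-t=O(t^2)$. Hence $\Delta^{j-1}h_{2i-1}$ is $\eta_{2i-j}$ plus terms of weight less than $2i-j$, and $P_k$ is $\theta=\det(\eta_{2i-j})$, of weight $\sum_i(2i-i)=n$, plus terms of lower weight. The coefficient of $x^{n-r}$ in $P_k$ is thus a polynomial in $s$ of weight at most $r$. For odd $r\le2k-1$ it has the form $\kappa_rs_r+(\text{a polynomial in the }s_j,\ j<r)$, where $\partial_{s_r}\theta|_{s=0}=\kappa_rx^{n-r}$.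

Put $d_i=2i-1$. We have $\partial_{s_r}\eta_m=\eta_{m-r}$ and $\eta_m|_{s=0}=x^m/m!$. Differentiating row $i$ and setting $s=0$ gives the determinant \eqref{eq:vander} with $d_i$ replaced by $d_i-r$ if $d_i\ge r$, and a zero row otherwise. Therefore
\[
\frac{\kappa_r}{\ell_k}=\sum_{i:\,d_i\ge r}\frac{d_i!}{(d_i-r)!}\prod_{l\neq i}\frac{d_i-r-d_l}{d_i-d_l}.
\]
Each summand is nonzero, since $d_i-r$ is even and $d_l$ is odd. The denominator has $k-i$ negative factors. A factor of the numerator is negative when $l\ge i-\frac{r-1}2$; since $d_i\ge r$ gives $i-\frac{r-1}2\ge1$, there are $k-i+\frac{r-1}2$ such $l\neq i$. So every summand has sign $(-1)^{(r-1)/2}$, and the sum, which contains the term $i=k$, is nonzero. (For $k=2$, $r=3$ it equals $-3$, as in Example~\ref{ex:P2}.)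

Thus $s_1,s_3,\dots,s_{2k-1}$ are recovered successively as polynomials in the coefficients of $\ell_k^{-1}P_k$. If a polynomial map $\iota$ has a polynomial left inverse $\pi$, its image is the closed set $\{y:\iota(\pi(y))=y\}$, and $\iota$ is an isomorphism onto it with inverse $\pi$.
\end{proof}

\section{Every solution comes from $P_k$}\label{sec:class}

Let $P$ be balanced of degree $n=n_k$, $k\ge1$, with $\Phi=z^xG$ as in Proposition~\ref{prop:phi}.

\subsection{Descent to the free operator}

We descend the ladder from $P$. The difficulty is that the functions $\tau$ met on the way are only known to be rational: we do not show that they are polynomials, let alone good ones, so Section~\ref{sec:necessity} cannot be applied to them. Instead we carry the eigenfunction along and use only its behavior at $x=\infty$ and its dependence on $z$.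

\begin{lemma}\label{lem:step}
Let $\Psi$ be a normalized eigenfunction of $H_\tau$ with $\deg\tau=n_j$, $j\ge1$, let $\varphi$ be its lowest coefficient, and let $B=T-\rho$ with $\rho=\varphi^+/\varphi$. Then $BH_\tau=H_{\tau\varphi}B$, $\deg(\tau\varphi)=n_{j-1}$, and $t^{-1}B\Psi$ is a normalized eigenfunction of $H_{\tau\varphi}$.
\end{lemma}

\begin{proof}
By Lemma~\ref{lem:lowest}, $H_\tau\varphi=0$ and $\alpha=\deg\varphi$ is negative with $\alpha(\alpha-1)=j(j+1)$, so $\alpha=-j$ and $\deg(\tau\varphi)=n_j-j=n_{j-1}$. Lemma~\ref{lem:darboux} gives the intertwining relation, and with it the eigenvalue equation for $t^{-1}B\Psi=z^x\,t^{-1}(z\Gamma^+-\rho\Gamma)$. Since $\rho(\infty)=1$, the coefficients of $t^{-1}(z\Gamma^+-\rho\Gamma)$ are regular at $\infty$, with value $\frac{z-1}t\,\Gamma(\infty,t)\in1+t\,\mathbb{C}[[t]]$.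
\end{proof}

\begin{example}\label{ex:descent}
Let $P=x^3+x^2+c$ be good. The lowest coefficient of $\Phi$ is a combination of the $\frac1{x-p_i}$ of degree $-2$, so it is a multiple of $f/P$ with $f=x+a$. Expanding, $f'P^+-f(P^+)'-f^+P+fP^+=(2-3a)(x+1)$, so $f=x+\frac23$. The step up of Example~\ref{ex:P2} reached $P$ from $P_1=x$. The roots $0$ and $-\frac23$ are symmetric about the centroid $-\frac13$, in agreement with Remark~\ref{rem:reflect}: the descent does not retrace the ascent.
\end{example}

\begin{proposition}\label{prop:A}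
There is an operator $A=\sum_{j=0}^ka_jT^j$ with $a_j\in\mathbb{C}(x)$ and $a_k=1$ such that
\begin{equation}\label{eq:A}
A\Phi=(z-1)^kz^x,\qquad AH_P=H_1A,\qquad a_0=(-1)^k\frac P{P^+}.
\end{equation}
\end{proposition}

\begin{proof}
Start with $(P,\Phi)$ and apply Lemma~\ref{lem:step} for $j=k,k-1,\dots,1$, with functions $\varphi_j,\rho_j$ and operators $B_j=T-\rho_j$. Let $A=B_1B_2\cdots B_k$ and $\tau_0=P\varphi_k\cdots\varphi_1$. Then $a_k=1$, $a_0=(-1)^k\prod_j\rho_j$, $AH_P=H_{\tau_0}A$, $\deg\tau_0=0$, and $t^{-k}A\Phi$ is a normalized eigenfunction of $H_{\tau_0}$. By Lemma~\ref{lem:lowest} with $d=0$ it has no negative powers of $t$.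

Write $A\Phi=z^x\mathcal{G}$ with $\mathcal{G}=\sum_ja_jz^jG(x+j,z)$, a Laurent polynomial in $z-1$ over $\mathbb{C}(x)$. Since $G-1$ contains only negative powers of $z-1$, the highest term of $\mathcal{G}$ is $(z-1)^k$. Since $\mathcal{G}\in t^k\,\mathbb{C}(x)[[t]]$, no power of $z-1$ below the $k$-th occurs. So $\mathcal{G}=(z-1)^k$.

The eigenvalue equation now reads $(u-z+V_{\tau_0})z^x=(1+u-z)z^x$, so $V_{\tau_0}=1$ and $H_{\tau_0}=H_1$. Moreover $V_{\tau_0}=1$ says that $\tau_0'/\tau_0$ has period $1$; it is therefore constant, and it vanishes at $\infty$. So $\tau_0$ is constant, $\prod_j\varphi_j$ is a constant multiple of $1/P$, and $\prod_j\rho_j=P/P^+$.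
\end{proof}

\subsection{A space of polynomials}

By \eqref{eq:A}, $P$ is encoded in the coefficient $a_0$, and an extreme coefficient of a difference operator is a ratio of Casorati determinants of its kernel. We need a kernel consisting of polynomials. Polynomials form the kernels of the powers of $\Delta$, and we shall see that $A$ is a left factor of such a power. An inclusion of kernels needs a right factor, and the adjoint exchanges left and right. By \eqref{eq:A},
\begin{equation}\label{eq:adj}
A^*=T^{-k}+\sum_{j<k}a_j(x-j)\,T^{-j},\qquad H_P^*A^*=A^*H_1^*,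
\end{equation}
where $H_1^*=1-D-T^{-1}=-(\frac12D^2-\frac16D^3+\cdots)$ on polynomials. It lowers the degree of a polynomial of degree $\ge2$ by exactly $2$ and kills $1$ and $x$.

\begin{lemma}\label{lem:V}
The space $\mathcal{V}=\{g\in\mathbb{C}[x]:A^*g=0\}$ has dimension $k$ and is invariant under $H_1^*$.
\end{lemma}

\begin{proof}
Invariance follows from \eqref{eq:adj}: if $A^*g=0$, then $A^*H_1^*g=H_P^*A^*g=0$.

By the formula for $v$, $y_i(z)=(z-1)^nv_i(z)$ is a polynomial; here nilpotency of $N$ is used once more. So $(z-1)^n\Phi=Kz^x$ with $K=(T-1)^n+\sum_i\frac1{x-p_i}\,y_i(T)$, and $AKz^x=(z-1)^{n+k}z^x$ by \eqref{eq:A}. An operator $\sum_jb_jT^j$ multiplies $z^x$ by $\sum_jb_jz^j$, which determines the $b_j$. Hence $AK=(T-1)^{n+k}$ and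
\[
K^*A^*=(T^{-1}-1)^{n+k}.
\]
Write $K^*$, like $A^*$, as a sum of terms $b_jT^{-j}$ with $j\ge0$, and choose $x_0$ that does not differ by an integer from any pole of the coefficients. Then both operators act on sequences $y$ indexed by $\Lambda=x_0-\mathbb{Z}_{\ge0}$, and the identity above holds for this action. The equation $A^*y=0$ expresses $y(x-k)$ through $y(x),\dots,y(x-k+1)$ for each $x\in\Lambda$, so its solutions form a space $\mathcal{S}$ of dimension exactly $k$. Each $y\in\mathcal{S}$ satisfies $(T^{-1}-1)^{n+k}y=0$. The solutions of this recurrence form a space of dimension $n+k$, which is filled by the restrictions of polynomials of degree less than $n+k$. So $y=g|_\Lambda$ for a polynomial $g$, and the rational function $A^*g$ vanishes on the infinite set $\Lambda$, hence identically. Thus restriction maps $\mathcal{V}$ onto $\mathcal{S}$, and it is injective.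
\end{proof}

\begin{lemma}\label{lem:C}
Let $g_1,\dots,g_k$ be a basis of $\mathcal{V}$ and $C(x)=\det\big(g_i(x-j)\big)_{1\le i\le k,\ 0\le j\le k-1}$. Then $P(x+1)$ is a constant multiple of $C(x)$, and the degrees of the nonzero elements of $\mathcal{V}$ are $1,3,\dots,2k-1$.
\end{lemma}

\begin{proof}
A change of basis multiplies $C$ by a nonzero constant, so we may take the $g_i$ with pairwise distinct degrees $d_i$ (by elimination of leading terms); the $d_i$ are then the degrees of all nonzero elements of $\mathcal{V}$. Reversing the columns gives $C(x+k-1)=\pm W(g_1,\dots,g_k)$, so by Lemma~\ref{lem:degree}, $C\neq0$ and $\deg C=\sum_id_i-k(k-1)/2$. The equations $A^*g_i=0$ form the linear system $\sum_{j<k}a_j(x-j)\,g_i(x-j)=-g_i(x-k)$ with determinant $C$. Cramer's rule for the unknown $a_0$ replaces the first column by $-g_i(x-k)$; moving it past the other $k-1$ columns gives $a_0=(-1)^kC^-/C$. Comparison with \eqref{eq:A} yields $C/P^+=C^-/P=(C/P^+)^-$, so $C/P^+$ has period $1$ and is a nonzero constant.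

By invariance under $H_1^*$, the set of degrees is closed under $d\mapsto d-2$ for $d\ge2$. It is therefore $\{0,2,\dots,2a-2\}\cup\{1,3,\dots,2b-1\}$ with $a+b=k$, and its sum is $a(a-1)+b^2$. On the other hand $\deg C=n_k$ gives $\sum_id_i=k^2=(a+b)^2$. Hence $a(2b+1)=0$ and $a=0$.
\end{proof}

\subsection{Conclusion}

\begin{proposition}\label{prop:class}
Every balanced polynomial of degree $n_k$, $k\ge1$, is a constant multiple of $P_k(\cdot\,;s)$ for some $s\in\mathbb{C}^k$.
\end{proposition}

\begin{proof}
Let $P$ be balanced of degree $n_k$. Choose $g_k\in\mathcal{V}$ of degree $2k-1$ and put $g_{i-1}=-2H_1^*g_i$ for $i=k,\dots,2$. Then $g_i\in\mathcal{V}$ has degree $2i-1$, so the $g_i$ form a basis. Scale $g_k$ so that $g_1=-x+c$, and put $f_i(x)=g_i(-x)$. Under $x\mapsto-x$, $T$ becomes $T^{-1}$ and $D$ becomes $-D$, so for $i\ge2$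
\[
\big((T-D-1)f_i\big)(x)=\big((T^{-1}+D-1)g_i\big)(-x)=-(H_1^*g_i)(-x)=\tfrac12f_{i-1}(x),
\]
and $f_1=x+c$. By Lemma~\ref{lem:normal}, $C(-x)=\det(g_i(-x-j))=W(f_1,\dots,f_k)=P_k(x;s)$ for some $s$. By Lemma~\ref{lem:C}, $P(1-x)$ is a constant multiple of $P_k(x;s)$.

This holds for every balanced polynomial of degree $n_k$. Applied to the balanced polynomial $\hat P(x)=P(1-x)$, for which $\hat P(1-x)=P(x)$, it gives the claim.
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:B}]
Unordered solutions correspond to monic balanced polynomials of degree $n_k$. By Proposition~\ref{prop:class} each of them is $\ell_k^{-1}P_k(\cdot\,;s)$ with $s\in O_k$, and by Proposition~\ref{prop:exist} every $s$ in the nonempty set $O_k=\{\mathcal{D}_k\neq0\}$ gives one. Proposition~\ref{prop:embed} gives the closed embedding and shows that different $s$ give different monic polynomials, hence different root sets. The embedding identifies the space of solutions with $O_k$, the nonempty complement of the zero set of one polynomial in $\mathbb{C}^k$. Such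 a set is open and dense in $\mathbb{C}^k$, hence smooth, irreducible and of dimension $k$, and it is affine, being isomorphic to $\{(s,y):y\,\mathcal{D}_k(s)=1\}\subset\mathbb{C}^{k+1}$.
\end{proof}

\begin{thebibliography}{1}
\bibitem{GLWY} Changfeng Gui, Yong Liu, Jun Wang, Wen Yang, \emph{Toda lattice and Riemann type minimal surfaces}, arXiv:2408.14924 (2024).
\end{thebibliography}
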